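\title{Gram determinants for the complex weight $\exp\bigl(-a|z|^2+\frac{i}{d}(z^d+\bar z^d)\bigr)$}

\begin{abstract}
The complex weight $\exp\bigl(-a|z|^2+\frac{i}{d}(z^d+\bar z^d)\bigr)$ on the plane defines an indefinite hermitian inner product on polynomials. Felder and Hoppe conjectured that the Gram matrices of the monomials are invertible. We prove this for all $d\ge1$ and $a>0$ and determine the signatures. We also show that the Gram matrix of $1,z,\dots,z^N$ tends to a matrix of rank $\min(N+1,d-1)$ as $a\to0+$, and we classify the weights in a two-parameter family that have the same nonvanishing property. The Gram determinants are reduced to Hankel determinants of a radial Fourier transform; Gauss' multiplication formula writes this transform as a multiplicative convolution of totally positive kernels; and Schoenberg's theorem on P\'olya frequency functions shows that, within the family, only these weights have the property.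
\end{abstract}

\section{The problem and the results}\label{sec:intro}

\subsection{An indefinite inner product}

Let $d\ge1$ be an integer and $a>0$. Write $d^2z$ for Lebesgue measure on $\mathbb C$ and put
\[
\rho_a(z)=\exp\Bigl(-a|z|^2+\frac{i}{d}\bigl(z^d+\bar z^d\bigr)\Bigr).
\]
Since $z^d+\bar z^d$ is real, $\rho_a$ is a Gaussian times an oscillating phase. The form $\int f\bar g\,\rho_a\,d^2z$ is not hermitian, because $\rho_a$ is not real. This is repaired by a symmetry: if $\epsilon^d=-1$, then $\overline{\rho_a(\epsilon z)}=\rho_a(z)$. Write every exponent as $n=kd+\ell$ with $0\le\ell\le d-1$, and let $\sigma\colon\mathbb C[z]\to\mathbb C[z]$ be the linear map with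
\[
\sigma\bigl(z^{kd+\ell}\bigr)=(-1)^{k+\ell}z^{kd+\ell}.
\]
Equivalently, $\sigma f(z)=(-\epsilon)^{-\ell}f(\epsilon z)$ when $f$ lies in the span of the $z^n$ with $n\equiv\ell\pmod d$, for any choice of $\epsilon$ with $\epsilon^d=-1$. For odd $d$ one has $\sigma f(z)=f(-z)$. Define
\begin{equation}\label{eq:form}
(f,g)=\int_{\mathbb C}f(z)\,\overline{\sigma g(z)}\,\rho_a(z)\,d^2z,\qquad
G_N=\bigl((z^n,z^m)\bigr)_{n,m=0}^N .
\end{equation}
The integral converges absolutely for $a>0$.

The form \eqref{eq:form} is hermitian. The rotation $z\mapsto e^{2\pi i/d}z$ fixes $\rho_a$ and multiplies $z^n\bar z^m$ by $e^{2\pi i(n-m)/d}$, so $(z^n,z^m)=0$ unless $n\equiv m\pmod d$. For $n=kd+\ell$ and $m=jd+\ell$, the substitution $z\mapsto\epsilon z$, with $|\epsilon|=1$ and $\epsilon^{n-m}=(-1)^{k-j}$, gives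
\[
\overline{(z^m,z^n)}=(-1)^{k+\ell}\int z^n\bar z^m\,\overline{\rho_a}\,d^2z=(-1)^{k+\ell}(-1)^{k-j}\int z^n\bar z^m\rho_a\,d^2z=(z^n,z^m).
\]

For an indefinite form the Gram--Schmidt process can break down, and the Gram determinants decide whether it does. Suppose $\det G_N\neq0$ for all $N$. The condition that a monic polynomial of degree $N$ be orthogonal to $1,\dots,z^{N-1}$ is a linear system with the invertible matrix $G_{N-1}^T$, so it has a unique solution $p_N$. The $p_N$ are mutually orthogonal, and the change of basis from $(z^n)$ to $(p_n)$ is unitriangular. Hence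
\begin{equation}\label{eq:GS}
(p_N,p_N)=\frac{\det G_N}{\det G_{N-1}},\qquad \det G_{-1}:=1,
\end{equation}
and by Sylvester's law of inertia $G_N$ has the signature of $\operatorname{diag}\bigl((p_n,p_n)\bigr)_{n\le N}$.

Felder and Hoppe \cite{FH} conjecture that \emph{the Gram matrices $G_N$, $N=0,1,2,\dots$, are invertible for all $a\ge0$}. We read this for every positive integer $d$ and all $a>0$, the range in which the integral \eqref{eq:form} defines the inner product, and we treat the endpoint $a=0$ separately as a limit.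

\subsection{What to expect}

Rescaling $z\mapsto a^{-1/2}z$ gives, for $n=kd+\ell$ and $m=jd+\ell$,
\[
(z^n,z^m)=(-1)^{j+\ell}a^{-\frac{n+m}2-1}\int z^n\bar z^m\,e^{-|z|^2+it(z^d+\bar z^d)}\,d^2z,\qquad t=\frac{a^{-d/2}}{d}.
\]
As $a\to\infty$ the integral tends to $\pi\,n!\,\delta_{nm}$. So for fixed $N$ and large $a$ the ratio $\det G_N/\det G_{N-1}$ has the sign $(-1)^{k+\ell}$, where $N=kd+\ell$. The determinants are real and continuous in $a$, so the conjecture says that this sign pattern survives as $a$ decreases and the phase takes over. Nothing in the definition makes this evident. Already for $N=0$, polar coordinates give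
\[
(1,1)=2\pi\int_0^\infty e^{-ar^2}J_0\bigl(2r^d/d\bigr)\,r\,dr,\qquad J_0(t)=\frac1{2\pi}\int_0^{2\pi}e^{it\cos\phi}\,d\phi,
\]
an oscillating integral, and Example~\ref{ex:fail} shows that an extra factor $|z|^2$ in the weight can make it vanish.

\subsection{Results}

\begin{theorem}\label{thm:main}
For all $d\ge1$, $a>0$ and $N\ge0$ one has $\det G_N\neq0$. More precisely, for $N=kd+\ell$ with $0\le\ell\le d-1$,
\[
\operatorname{sign}\frac{\det G_N}{\det G_{N-1}}=(-1)^{k+\ell}.
\]
Hence $G_N$ has the signature of $\operatorname{diag}\bigl((-1)^{k+\ell}\bigr)_{0\le kd+\ell\le N}$. There are unique monic polynomials $p_0,p_1,\dots$ with $\deg p_N=N$ that are orthogonal for $(\cdot,\cdot)$, and $(p_N,p_N)$ is nonzero of sign $(-1)^{k+\ell}$.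
\end{theorem}

\begin{theorem}\label{thm:limit}
The limit $\lim_{a\to0+}G_N$ exists and has rank $\min(N+1,d-1)$. So at $a=0$, understood as this limit, the matrix is invertible exactly for $N\le d-2$.
\end{theorem}

The substitution $w=z^d$ turns the entries of $G_N$ into members of the following family. For $\alpha,\kappa,a,\eta>0$ and $k,j\ge0$ put
\begin{equation}\label{eq:A}
A_{kj}(a,\eta)=\int_{\mathbb C}w^k\bar w^j\,|w|^{2\alpha-2}e^{-a|w|^{2\kappa}+i\eta(w+\bar w)}\,d^2w,\qquad
D_n(a,\eta)=\det\bigl(A_{kj}(a,\eta)\bigr)_{k,j=0}^{n-1}.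
\end{equation}
The parameters that arise from $\rho_a$ are exactly those for which no determinant vanishes.

\begin{theorem}\label{thm:class}
Let $\alpha,\kappa>0$ and fix $\eta>0$. Then $D_n(a,\eta)\neq0$ for all $n\ge1$ and all $a>0$ if and only if $\kappa=1/d$ and $\alpha=(\ell+1)/d$ for integers $d\ge1$, $0\le\ell\le d-1$. In that case all these determinants are positive.
\end{theorem}

\begin{corollary}\label{cor:weights}
Let $\gamma>-1$ and $\delta>0$. In \eqref{eq:form} replace $\rho_a$ by $|z|^{2\gamma}\exp\bigl(-a|z|^{2\delta}+\frac id(z^d+\bar z^d)\bigr)$. All Gram matrices are invertible for all $a>0$ if and only if $\delta=1/q$ and $\gamma=-r/q$ with integers $q\ge1$, $0\le r\le q-1$. In particular, for $\delta=1$ only $\gamma=0$ works.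
\end{corollary}

\subsection{The mechanism}

All the matrices $(A_{kj})$ are encoded in one function, $\Psi(\eta^2)=A_{00}(a,\eta)$: up to sign and a power of $\eta$, $D_n$ is the Hankel determinant of the derivatives $(x\,d/dx)^r\Psi(x)$ (Section~\ref{sec:hankel}). The Euler operator $x\,d/dx$ suggests the Mellin transform, and for $a=1$ we shall find
\begin{equation}\label{eq:mellin}
\int_0^\infty\Psi(x)\,x^{s-1}\,dx=\frac{\pi}{\kappa}\,\frac{\Gamma(s)\,\Gamma\bigl((\alpha-s)/\kappa\bigr)}{\Gamma(1-s)},\qquad 0<\operatorname{Re}s<\min\bigl(\tfrac14,\alpha\bigr).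
\end{equation}
The denominator comes from the oscillating kernel $J_0$. If $\kappa=1/d$, Gauss' multiplication formula splits $\Gamma(d(\alpha-s))$ into the $d$ factors $\Gamma(\alpha+\frac jd-s)$, and if $\alpha=(\ell+1)/d$ one of them is $\Gamma(1-s)$. The denominator cancels, and what remains is a product of Gamma functions. Such a product is the Mellin transform of a multiplicative convolution of exponentials, and the determinantal positivity of the kernel $e^{xy}$ passes through convolutions (Sections~\ref{sec:small}--\ref{sec:pos}). Conversely, if all $D_n$ are nonzero, then a theorem of Schoenberg \cite{Sch} forces the reciprocal of \eqref{eq:mellin} to be entire, so the cancellation must take place (Section~\ref{sec:class}).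

\section{From Gram matrices to Hankel determinants}\label{sec:hankel}

\subsection{Blocks}

We carry out the reduction for the weight of Corollary~\ref{cor:weights}; the weight $\rho_a$ is the case $\gamma=0$, $\delta=1$. Rotation invariance again gives $(z^n,z^m)=0$ unless $n\equiv m\pmod d$. Let $n=kd+\ell$, $m=jd+\ell$, and put $w=z^d$. This is a $d$-fold cover of $\mathbb C\setminus\{0\}$ with $d^2w=d^2\,|z|^{2d-2}\,d^2z$, and $z^n\bar z^m=w^k\bar w^j|z|^{2\ell}$. The powers of $|z|$ combine to $|z|^{2(\ell+1+\gamma)-2d}$, so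
\begin{equation}\label{eq:block}
(z^n,z^m)=\frac{(-1)^{j+\ell}}{d}\,A^{(\ell)}_{kj},
\end{equation}
where $A^{(\ell)}_{kj}$ is $A_{kj}(a,1/d)$ with $\kappa=\delta/d$ and $\alpha=(\ell+1+\gamma)/d$. The gain is that the phase has become linear in $w$.

Permuting rows and columns simultaneously makes $G_N$ block diagonal, with blocks $\ell=0,\dots,d-1$ of sizes $n_\ell=\#\{k\ge0:kd+\ell\le N\}$. Let $D^{(\ell)}_n=\det(A^{(\ell)}_{kj})_{k,j<n}$ and $D^{(\ell)}_0=1$. The sign in \eqref{eq:block} depends only on the column, so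
\begin{equation}\label{eq:detG}
\det G_N=\prod_{\ell=0}^{d-1}(-1)^{n_\ell(n_\ell-1)/2+\ell n_\ell}\,d^{-n_\ell}D^{(\ell)}_{n_\ell}.
\end{equation}
The heart of the paper is the ``if'' part of Theorem~\ref{thm:class}.

\begin{proposition}\label{prop:pos}
Let $d\ge1$, $0\le\ell\le d-1$, $\kappa=1/d$ and $\alpha=(\ell+1)/d$. Then $D_n(a,\eta)>0$ for all $n\ge1$ and all $a,\eta>0$.
\end{proposition}

\begin{proof}[Proof of Theorem~\ref{thm:main} from Proposition~\ref{prop:pos}]
For $\gamma=0$, $\delta=1$ the parameters in \eqref{eq:block} are those of the proposition, so every $D^{(\ell)}_n$ is positive and $\det G_N\ne0$ by \eqref{eq:detG}. Passing from $N-1$ to $N=kd+\ell$ enlarges only block $\ell$, from size $k$ to size $k+1$. Therefore $\det G_N/\det G_{N-1}=(-1)^{k+\ell}d^{-1}D^{(\ell)}_{k+1}/D^{(\ell)}_k$. The statements on the signature and on the $p_N$ follow from the discussion around \eqref{eq:GS}.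
\end{proof}

\subsection{The Fourier transform of the radial part}

With a linear phase, $A_{kj}$ is a derivative of the Fourier transform of a radial function, and radial symmetry lets us trade the two Wirtinger derivatives $\partial_p$, $\partial_{\bar p}$ for a single operator. Let $\theta$ denote the Euler operator, $\theta f(x)=xf'(x)$, with a subscript when the variable needs naming, and let $X^{\underline k}=X(X-1)\cdots(X-k+1)$.

\begin{lemma}\label{lem:hankel}
Let $\varphi\colon(0,\infty)\to\mathbb R$ be measurable with $\int_0^\infty v^m|\varphi(v)|\,dv<\infty$ for all real $m\ge0$. Then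
\[
F(p)=\int_{\mathbb C}\varphi(|w|^2)\,e^{i(pw+\bar p\bar w)}\,d^2w,\qquad p\in\mathbb C,
\]
is smooth, real and radial; write $F(p)=\Psi(|p|^2)$. For $\eta>0$ the numbers $A_{kj}=\int w^k\bar w^j\varphi(|w|^2)e^{i\eta(w+\bar w)}\,d^2w$ satisfy
\begin{equation}\label{eq:entries}
A_{kj}=(-i)^{k+j}\eta^{-k-j}\,\bigl(\theta^{\underline k}\,\theta^{\underline j}\,\Psi\bigr)(\eta^2),
\end{equation}
and
\begin{equation}\label{eq:Delta}
\det(A_{kj})_{k,j<n}=\eta^{-n(n-1)}\Delta_n(\eta^2),\qquad
\Delta_n(x):=(-1)^{n(n-1)/2}\det\bigl(\theta^{k+j}\Psi(x)\bigr)_{k,j=0}^{n-1}.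
\end{equation}
\end{lemma}

\begin{proof}
All moments of $|\varphi(|w|^2)|\,d^2w$ are finite, so we may differentiate under the integral: $F$ is smooth and $\partial_p^k\partial_{\bar p}^jF(\eta)=i^{k+j}A_{kj}$. Rotating $w$ shows that $F$ is radial, and then $\overline{F(p)}=F(-p)=F(p)$. From $(p\partial_p-k)\,p^k\partial_p^k=p^{k+1}\partial_p^{k+1}$ we get $p^k\partial_p^k=(p\partial_p)^{\underline k}$ by induction, and likewise for $\bar p$. On a function $f(x)$ of $x=p\bar p$, both $p\partial_p$ and $\bar p\partial_{\bar p}$ act as $\theta_x$. Hence $p^k\bar p^j\partial_p^k\partial_{\bar p}^jF=\theta^{\underline k}\theta^{\underline j}\Psi(|p|^2)$, and $p=\eta$ gives \eqref{eq:entries}. Write $X^{\underline k}=\sum_rL_{kr}X^r$ with $L$ unit lower triangular. Then $\theta^{\underline k}\theta^{\underline j}\Psi$ is the $(k,j)$ entry of $LHL^T$ with $H_{kj}=\theta^{k+j}\Psi$. The factors $(-i/\eta)^k$ in the rows and $(-i/\eta)^j$ in the columns contribute $\prod_{k<n}(-i/\eta)^{2k}=(-1)^{n(n-1)/2}\eta^{-n(n-1)}$.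
\end{proof}

For the family \eqref{eq:A} we take $\varphi(v)=v^{\alpha-1}e^{-av^\kappa}$, which satisfies the hypothesis because $\alpha,\kappa,a>0$. Proposition~\ref{prop:pos} now says that $\Delta_n(x)>0$ for all $x>0$. For $n=1$ this is positivity of $\Psi$. For $n=2$ we have $\Delta_2=-\Psi^2\,\theta^2\log\Psi$, so it is strict concavity of $\log\Psi$ as a function of $\log x$.

\section{The cases $d=1$ and $d=2$}\label{sec:small}

\subsection{$d=1$: completing the square}

Here $\alpha=\kappa=1$. With $\mu=\eta/a$,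
\[
-a|w|^2+i\eta(w+\bar w)=-a(w-i\mu)(\bar w-i\mu)-\eta^2/a .
\]
If $w=w_1+iw_2$, then $w-i\mu=(w_1-i\mu)+iw_2$ and $\bar w-i\mu=(w_1-i\mu)-iw_2$. For fixed $w_2$ the integrand below is a polynomial in $w_1$ times $e^{-a(w_1-i\mu)^2}$, so Cauchy's theorem lets us shift $w_1\mapsto w_1+i\mu$:
\begin{equation}\label{eq:shift}
\int(w-i\mu)^k(\bar w-i\mu)^j\,e^{-a|w|^2+i\eta(w+\bar w)}\,d^2w=e^{-\eta^2/a}\int w^k\bar w^je^{-a|w|^2}d^2w=\delta_{kj}\,\frac{\pi\,k!}{a^{k+1}}\,e^{-\eta^2/a}.
\end{equation}
The left side is the $(k,j)$ entry of $LAL^T$ with $L$ unit lower triangular. So $D_n(a,\eta)=\prod_{k<n}\pi\,k!\,a^{-k-1}e^{-\eta^2/a}>0$, which proves Proposition~\ref{prop:pos} for $d=1$. For $\eta=1$, since $\overline{\sigma(z-i/a)^m}=(-1)^m(\bar z-i/a)^m$, formula \eqref{eq:shift} identifies the orthogonal polynomials as $p_N=(z-i/a)^N$. The case $k=j=0$, after a rotation of $w$, is the Gaussian integral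
\begin{equation}\label{eq:gauss}
\int_{\mathbb C}e^{-\lambda|w|^2+i(pw+\bar p\bar w)}\,d^2w=\frac\pi\lambda\,e^{-|p|^2/\lambda},\qquad\lambda>0 .
\end{equation}

\begin{example}\label{ex:fail}
Let $d=1$, $\eta=1$. Writing $w\bar w=(w-i\mu+i\mu)(\bar w-i\mu+i\mu)$ and using \eqref{eq:shift} gives $A_{11}=\pi e^{-1/a}(a^{-2}-a^{-3})$. Thus $(z,z)=-A_{11}$ changes sign at $a=1$, although no $\det G_N$ does. The same number $A_{11}$ is the entry $(1,1)$ for the weight $|z|^2\rho_a$, so for $\gamma=\delta=1$ in Corollary~\ref{cor:weights} the $1\times1$ Gram matrix vanishes at $a=1$.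
\end{example}

\subsection{$d=2$: splitting the derivatives}

Now $\kappa=\frac12$ and $\alpha\in\{\frac12,1\}$. For $\alpha=\frac12$ we undo the substitution $w=z^2$ and, with $z=z_1+iz_2$, obtain a product of two Gaussian integrals:
\[
\Psi(\eta^2)=2\int e^{-(a-2i\eta)z_1^2-(a+2i\eta)z_2^2}\,dz_1\,dz_2=\frac{2\pi}{|a+2i\eta|}.
\]
For $\alpha=1$ the weight has one more factor $|w|$, which is produced by $-\partial_a$. Hence
\begin{equation}\label{eq:d2}
\Psi(x)=2\pi(a^2+4x)^{-1/2}\quad(\ell=0),\qquad \Psi(x)=2\pi a\,(a^2+4x)^{-3/2}\quad(\ell=1).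
\end{equation}
In both cases $\Psi$ is a positive multiple of $(1+\xi)^{-b}$, with $\xi=4x/a^2$ and $b=\frac12$ or $\frac32$. This gives $\Delta_1>0$ and $\Delta_2=\Psi^2\,b\,\xi(1+\xi)^{-2}>0$. For general $n$ we write $\Psi$ as a Laplace transform,
\[
\Psi(x)=C_1\int_0^\infty e^{-\xi u}\,h_b(u)\,\frac{du}u,\qquad h_b(u):=u^be^{-u},\quad C_1>0 .
\]
A Hankel determinant of moments of a positive measure is positive, but $\theta^{k+j}\Psi$ is not such a moment. The idea is to let $k$ of the $k+j$ derivatives act on $e^{-\xi u}$ and to move the other $j$ onto $h_b$, so that the entry becomes an integral of a function indexed by the row times a function indexed by the column. Define polynomials $P_r$ and $Q_j$ by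
\[
\theta^re^{-X}=P_r(X)e^{-X},\qquad(-\theta)^jh_b=Q_jh_b .
\]
The recursions $P_{r+1}=XP_r'-XP_r$ and $Q_{j+1}=-uQ_j'+(u-b)Q_j$, with $P_0=Q_0=1$, show that $P_r$ has degree $r$ and leading coefficient $(-1)^r$ and that $Q_j$ is monic of degree $j$.

\begin{lemma}\label{lem:split}
Let $g$ be smooth on $(0,\infty)$ and let $\beta>0$ be such that $|\theta^jg(u)|\le C_ju^\beta$ on $(0,\infty)$ for every $j\ge0$. Put $\Phi(\xi)=\int_0^\infty e^{-\xi u}g(u)\frac{du}u$ for $\xi>0$. Then for all $k,j\ge0$
\[
\theta^{k+j}\Phi(\xi)=\int_0^\infty P_k(\xi u)\,e^{-\xi u}\,\bigl((-\theta)^jg\bigr)(u)\,\frac{du}u .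
\]
\end{lemma}

\begin{proof}
The function $E=e^{-\xi u}$ depends on $\xi u$ only, so $\theta_\xi^rE=\theta_u^rE=P_r(\xi u)e^{-\xi u}$. The bound on $g$ allows differentiation under the integral: $\theta^{k+j}\Phi=\int(\theta_u^{k+j}E)\,g\,\frac{du}u$. For smooth $f_1,f_2$ we have $\int(\theta f_1)f_2\frac{du}u=[f_1f_2]_0^\infty-\int f_1(\theta f_2)\frac{du}u$. We apply this $j$ times. Each boundary term is a product $(\theta^rE)(\theta^sg)=O(u^\beta e^{-\xi u/2})$, which vanishes at $0$ and at $\infty$.
\end{proof}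

Take $g=h_b$ and $\beta=b/2$. Since $\xi$ is a constant multiple of $x$, $\theta_x=\theta_\xi$, and
\[
\theta^{k+j}\Psi(x)=C_1\int_0^\infty P_k(\xi u)\,Q_j(u)\,d\nu(u),\qquad d\nu(u)=u^{b-1}e^{-(1+\xi)u}\,du .
\]
Triangular row and column operations replace $P_k(\xi u)$ by $(-\xi u)^k$ and $Q_j(u)$ by $u^j$. The signs $(-1)^k$ cancel the prefactor in \eqref{eq:Delta}, and
\[
\Delta_n(x)=C_1^{\,n}\,\xi^{n(n-1)/2}\det\Bigl(\int_0^\infty u^{k+j}\,d\nu(u)\Bigr)_{k,j<n}>0,
\]
because the last matrix is the Gram matrix of $1,u,\dots,u^{n-1}$ in $L^2(\nu)$. This proves Proposition~\ref{prop:pos} for $d=2$.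

For $d\ge3$ two things are missing. There is no formula like \eqref{eq:d2}; Section~\ref{sec:mix} supplies a Laplace representation of $\Psi$ with a density $g$ that is a convolution of $d-1$ functions $h_b$. And for this $g$ the reduction to a moment matrix is not available; it is replaced by the positivity of $\det\bigl((-\theta)^jg(u_i)\bigr)$ at ordered points $u_i$, a property that is stable under these convolutions.

\section{Determinants at ordered points}\label{sec:tp}

We collect three facts. The first is the Vandermonde formula: if $R_j$ is a polynomial of degree $j$ with leading coefficient $r_j$, then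
\begin{equation}\label{eq:vdm}
\det\bigl(R_j(u_i)\bigr)_{1\le i\le n,\;0\le j<n}=r_0\cdots r_{n-1}V(u),\qquad V(u)=\prod_{i<l}(u_l-u_i).
\end{equation}
The second is Andr\'eief's identity. Let $\mu$ be a measure on an interval and let $f_1,\dots,f_n$, $\tilde f_1,\dots,\tilde f_n$ be functions with all products $f_i\tilde f_j$ integrable. Then
\begin{equation}\label{eq:and}
\det\Bigl(\int f_i\tilde f_j\,d\mu\Bigr)_{i,j}=\int_{v_1<\dots<v_n}\det\bigl(f_i(v_l)\bigr)_{i,l}\,\det\bigl(\tilde f_j(v_l)\bigr)_{j,l}\prod_{l=1}^nd\mu(v_l).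
\end{equation}
Indeed, expanding both determinants and integrating over all $v$ gives $n!$ times the left side, and the integrand is symmetric and vanishes when two $v_l$ coincide.

The third fact passes from determinants of derivatives at one point to determinants of values at ordered points. Let $W(u_0,\dots,u_{p-1})=\det(u_j^{(i)})_{i,j<p}$ be the Wronskian. By the Leibniz rule and row operations, $W(uf_0,\dots,uf_{p-1})=u^pW(f_0,\dots,f_{p-1})$.

\begin{lemma}\label{lem:tp}
Let $I,J$ be open intervals and let $K\in C^\infty(I\times J)$ be real, with $\det\bigl(\partial_x^i\partial_y^jK(x,y)\bigr)_{i,j<p}>0$ for all $1\le p\le n$ and all $(x,y)$. Then $\det\bigl(K(x_i,y_j)\bigr)_{i,j=1}^n>0$ for all $x_1<\dots<x_n$ in $I$ and $y_1<\dots<y_n$ in $J$.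
\end{lemma}

\begin{proof}
We first prove a one-variable claim (P\'olya): \emph{if $u_0,\dots,u_{n-1}$ are smooth on an interval and $W(u_0,\dots,u_{p-1})>0$ for $1\le p\le n$, then $\det(u_j(x_i))>0$ for $x_1<\dots<x_n$.} For $n=1$ there is nothing to prove. For $n\geq 2$ put $f_j=u_j/u_0$. Then $W(u_0,\dots,u_{p-1})=u_0^p\,W(1,f_1,\dots,f_{p-1})=u_0^p\,W(f_1',\dots,f_{p-1}')$, so $f_1',\dots,f_{n-1}'$ satisfy the hypothesis with $n-1$ in place of $n$. Factor $u_0(x_i)$ out of row $i$, subtract from each row the one above it, starting at the bottom, and expand along the first column, which is now $(1,0,\dots,0)^T$. The remaining entries are $f_j(x_{i+1})-f_j(x_i)=\int_{x_i}^{x_{i+1}}f_j'$, so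
\[
\det\bigl(u_j(x_i)\bigr)=\prod_iu_0(x_i)\int_{x_1}^{x_2}\!\!\cdots\!\int_{x_{n-1}}^{x_n}\det\bigl(f_j'(\xi_i)\bigr)_{i,j=1}^{n-1}\,d\xi_{n-1}\cdots d\xi_1 ,
\]
and the integrand is positive in the interior by induction.

Fix $y$. The hypothesis says that the functions $u_j(x)=\partial_y^jK(x,y)$ have positive Wronskians in $x$, so $\det\bigl(\partial_y^jK(x_i,y)\bigr)_{1\le i\le p,\,0\le j<p}>0$ for $x_1<\dots<x_p$ and $p\le n$. Now fix $x_1<\dots<x_n$. These determinants are the Wronskians in $y$ of $K(x_1,\cdot),\dots,K(x_p,\cdot)$, and a second use of the claim finishes the proof.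
\end{proof}

For $K=e^{xy}$ on $\mathbb R^2$ we have $\partial_y^jK=x^je^{xy}$, and the Wronskian in $x$ is $e^{pxy}W(1,x,\dots,x^{p-1})=e^{pxy}\prod_{j<p}j!>0$. Hence
\begin{equation}\label{eq:exp}
\det\bigl(e^{x_iy_j}\bigr)_{i,j=1}^n>0\qquad\text{for } x_1<\dots<x_n,\ \ y_1<\dots<y_n .
\end{equation}

\section{The radial weight as a mixture of Gaussians}\label{sec:mix}

Let $\varphi(v)=v^{\alpha-1}e^{-av^{1/d}}$ with $\alpha=(\ell+1)/d$. By \eqref{eq:gauss}, a representation of $\varphi$ as a positive superposition of functions $e^{-\lambda v}$ turns $\Psi$ into a positive superposition of functions $e^{-x/\lambda}$. Positivity of the mixing measure gives only $\Delta_1>0$; for larger $n$ we need its structure, and the Mellin transform exhibits $1/\lambda$ as a product of $d-1$ variables with Gamma-type densities. Put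
\[
B=\{\,i/d:\ \ell+1\le i\le\ell+d,\ i\ne d\,\}=\{b_1<\dots<b_{d-1}\},\qquad c=(a/d)^d .
\]
The value $i=d$ lies in the range because $0\le\ell\le d-1$, so $B$ has $d-1$ elements, all at least $\alpha$. For $d=2$ we recover $b=\frac12$ or $\frac32$, and $c=a^2/4$.

\begin{lemma}\label{lem:mix}
Let $C_0=d\,(2\pi)^{(1-d)/2}d^{\,d(\alpha-1)-1/2}\,a^{\,d-\ell-1}$ and $C_1=\pi C_0/c$. For almost every $v>0$,
\begin{equation}\label{eq:mixphi}
\varphi(v)=C_0\int_{(0,\infty)^{d-1}}\exp\Bigl(-\frac{cv}{t_1\cdots t_{d-1}}\Bigr)\prod_{j=1}^{d-1}t_j^{b_j-1}e^{-t_j}\,\frac{dt_j}{t_j},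
\end{equation}
and for every $x\geq0$,
\begin{equation}\label{eq:mixPsi}
\Psi(x)=C_1\int_{(0,\infty)^{d-1}}e^{-x\,t_1\cdots t_{d-1}/c}\prod_{j=1}^{d-1}h_{b_j}(t_j)\,\frac{dt_j}{t_j}.
\end{equation}
For $d=1$ there is no integration and $t_1\cdots t_{d-1}=1$.
\end{lemma}

\begin{proof}
We compare Mellin transforms for real $s>1-\alpha$; note that $1-\alpha\ge0$. The substitution $v=r^d$ gives
\[
\int_0^\infty v^{s-1}\varphi(v)\,dv=d\,a^{-d(s+\alpha-1)}\,\Gamma\bigl(d(s+\alpha-1)\bigr).
\]
Gauss' multiplication formula is $\Gamma(d\zeta)=(2\pi)^{(1-d)/2}d^{\,d\zeta-1/2}\prod_{j=0}^{d-1}\Gamma(\zeta+\frac jd)$. With $\zeta=s+\alpha-1$ the arguments are $s-1+i/d$, $i=\ell+1,\dots,\ell+d$, and $i=d$ gives the factor $\Gamma(s)$. Since $d(1-\alpha)=d-\ell-1$ and $(d/a)^{ds}=c^{-s}$, the Mellin transform of $\varphi$ is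
\[
C_0\,c^{-s}\,\Gamma(s)\prod_{b\in B}\Gamma(s+b-1).
\]
For the right side of \eqref{eq:mixphi}, with $T=t_1\cdots t_{d-1}$, Tonelli's theorem and $\int_0^\infty v^{s-1}e^{-cv/T}dv=\Gamma(s)(T/c)^s$ leave the integrals $\int t^{s+b-1}e^{-t}\frac{dt}t=\Gamma(s+b-1)$, which converge because $s+b-1\ge s+\alpha-1>0$. So the two transforms agree. Two nonnegative functions with the same finite Mellin transform on an open interval are equal almost everywhere: the transforms are holomorphic in the strip over the interval, hence agree on a vertical line, where they are Fourier transforms of integrable functions of $\log v$.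

Insert \eqref{eq:mixphi} into the definition of $F$. The integrand of \eqref{eq:mixphi} is nonnegative and $\varphi(|w|^2)$ is integrable, so Fubini's theorem applies. Formula \eqref{eq:gauss} with $\lambda=c/T$ gives $(\pi T/c)\,e^{-|p|^2T/c}$, and the factor $T$ raises each $t_j^{b_j-1}$ to $t_j^{b_j}$.
\end{proof}

This is the only place where the arithmetic of $\alpha$ and $\kappa$ enters: $1/\kappa\in\mathbb Z$ makes Gauss' formula applicable, and $\alpha\in\{\frac1d,\dots,\frac dd\}$ produces the factor $\Gamma(s)$, which is the Mellin transform of the exponential $e^{-v}$.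

\section{Proof of Proposition~\ref{prop:pos}}\label{sec:pos}

The case $d=1$ is done. Let $d\ge2$. To reduce \eqref{eq:mixPsi} to a single integral we integrate over the level sets of the product $t_1\cdots t_{d-1}$. Define $g_1=h_{b_1}$ and
\begin{equation}\label{eq:conv}
g_{m+1}(u)=\int_0^\infty g_m(u/t)\,h_{b_{m+1}}(t)\,\frac{dt}t=\int_0^\infty g_m(v)\,h_{b_{m+1}}(u/v)\,\frac{dv}v ,
\end{equation}
the two forms being related by $v=u/t$, and put $g=g_{d-1}$. The measure $du/u$ is invariant under scaling, so Tonelli's theorem and induction on $m$ give $\int f(t_1\cdots t_m)\prod_jh_{b_j}(t_j)\frac{dt_j}{t_j}=\int f(u)g_m(u)\frac{du}u$ for measurable $f\ge0$. Thus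
\begin{equation}\label{eq:laplace}
\Psi(x)=C_1\int_0^\infty e^{-\xi u}g(u)\,\frac{du}u,\qquad\xi=x/c .
\end{equation}

\medskip\noindent\emph{Step 1: bounds.} Let $\beta=b_1/2>0$. \emph{Each $g_m$ is smooth, and $|\theta^jg_m(u)|\le C_{j,m}u^\beta$ on $(0,\infty)$ for all $j$.} For $m=1$, $\theta^jh_{b_1}$ is a polynomial times $u^{b_1}e^{-u}$, and $b_1>\beta$. Suppose the claim holds for $m$ and let $b=b_{m+1}$. In the first form of \eqref{eq:conv}, $\theta_u^j$ applied to the integrand is $(\theta^jg_m)(u/t)\,h_b(t)$, of absolute value at most $C_{j,m}u^\beta t^{-\beta}h_b(t)$. This is integrable against $dt/t$ since $b>\beta$, uniformly for $u$ in compact sets. So we may differentiate under the integral, $|\theta^jg_{m+1}(u)|\le C_{j,m}\Gamma(b-\beta)u^\beta$, and after the substitution $v=u/t$,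
\begin{equation}\label{eq:dconv}
(-\theta)^jg_{m+1}(u)=\int_0^\infty h_b(u/v)\,\bigl((-\theta)^jg_m\bigr)(v)\,\frac{dv}v ,
\end{equation}
with absolute convergence.

\medskip\noindent\emph{Step 2: positivity at ordered points.} \emph{For $0<u_1<\dots<u_n$ and every $m$,}
\[
\det\bigl((-\theta)^jg_m(u_i)\bigr)_{1\le i\le n,\;0\le j<n}>0 .
\]
For $m=1$ the entries are $Q_j(u_i)h_{b_1}(u_i)$ with $Q_j$ monic, and \eqref{eq:vdm} gives the value $V(u)\prod_ih_{b_1}(u_i)>0$. For the induction, \eqref{eq:dconv} is an integral of a function indexed by $i$ times a function indexed by $j$, so \eqref{eq:and} gives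
\[
\det\bigl((-\theta)^jg_{m+1}(u_i)\bigr)=\int_{0<v_1<\dots<v_n}\det\bigl(h_b(u_i/v_l)\bigr)_{i,l}\,\det\bigl((-\theta)^jg_m(v_l)\bigr)_{l,j}\prod_l\frac{dv_l}{v_l}.
\]
The second determinant is positive by induction. The first equals $\prod_iu_i^b\prod_lv_l^{-b}\,\det\bigl(e^{u_i(-1/v_l)}\bigr)$, which is positive by \eqref{eq:exp}, since $u_i$ and $-1/v_l$ are both increasing.

\medskip\noindent\emph{Step 3: the Hankel determinant.} By Step 1, Lemma~\ref{lem:split} applies to \eqref{eq:laplace}:
\[
\theta^{k+j}\Psi(x)=C_1\int_0^\infty P_k(\xi u)\,e^{-\xi u}\,\bigl((-\theta)^jg\bigr)(u)\,\frac{du}u .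
\]
As a polynomial in $u$, $P_k(\xi u)$ has leading coefficient $(-\xi)^k$, so \eqref{eq:vdm} gives $\det\bigl(P_k(\xi u_i)e^{-\xi u_i}\bigr)=(-\xi)^{n(n-1)/2}V(u)\,e^{-\xi\sum_iu_i}$. By \eqref{eq:and} and the definition \eqref{eq:Delta},
\[
\Delta_n(x)=C_1^{\,n}\,\xi^{n(n-1)/2}\int_{0<u_1<\dots<u_n}V(u)\,e^{-\xi\sum_iu_i}\,\det\bigl((-\theta)^jg(u_i)\bigr)\prod_i\frac{du_i}{u_i}.
\]
The integrand is positive by Step 2. Hence $D_n(a,\eta)=\eta^{-n(n-1)}\Delta_n(\eta^2)>0$. This proves Proposition~\ref{prop:pos}, and with it Theorem~\ref{thm:main}. \qed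

\section{The limit $a\to0+$}\label{sec:limit}

The answer can be guessed by setting $a=0$ formally. The weight $|w|^{2\alpha-2}$ is then homogeneous, so $\Psi$ should be a multiple of $x^{-\alpha}$. This is an eigenfunction of $\theta$, and \eqref{eq:entries} becomes a matrix of rank one. For $\alpha=1$ the weight is constant and its Fourier transform should vanish away from $p=0$. Formula \eqref{eq:d2} shows both cases: $\Psi\to\pi x^{-1/2}$ for $\ell=0$ and $\Psi\to0$ for $\ell=1$.

\begin{proof}[Proof of Theorem~\ref{thm:limit}]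
By \eqref{eq:block} and \eqref{eq:entries} it suffices to find the limits of $\theta^r\Psi(x)$ at $x=\eta^2=d^{-2}$ in each block. For $d=1$, $\Psi(x)=\frac\pi ae^{-x/a}$ and $\theta^r\Psi(1)=\frac\pi aP_r(1/a)e^{-1/a}\to0$. The limit has rank $0=\min(N+1,0)$.

Let $d\ge2$. Then $\xi=x/c\to\infty$ as $a\to0+$, so \eqref{eq:laplace} sees only the behavior of $g$ near $0$. Iterating the first form of \eqref{eq:conv},
\[
g(u)=u^{b_1}\int_{(0,\infty)^{d-2}}e^{-u/(t_2\cdots t_{d-1})}\prod_{j=2}^{d-1}t_j^{-b_1}h_{b_j}(t_j)\,\frac{dt_j}{t_j}.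
\]
Because $b_j>b_1$ for $j\ge2$, the constant $M=\prod_{j\ge2}\Gamma(b_j-b_1)$ is finite and positive ($M=1$ for $d=2$), and $0\le g(u)\le Mu^{b_1}$ with $u^{-b_1}g(u)\to M$ as $u\to0$. Lemma~\ref{lem:split} with $j=0$, the substitution $u\mapsto u/\xi$ and dominated convergence give
\[
\theta^r\Psi(x)=C_1\xi^{-b_1}\int_0^\infty\bigl(\theta^re^{-u}\bigr)\,\xi^{b_1}g(u/\xi)\,\frac{du}u
=C_1\xi^{-b_1}\Bigl(M\,\Gamma(b_1)(-b_1)^r+o(1)\Bigr),
\]
where $\int(\theta^re^{-u})u^{b_1}\frac{du}u=\int e^{-u}(-\theta)^ru^{b_1}\frac{du}u=(-b_1)^r\Gamma(b_1)$ by parts. By Lemma~\ref{lem:mix}, $C_1$ is a positive constant times $a^{-\ell-1}$, and $\xi^{-b_1}$ is a positive constant times $a^{db_1}$.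

If $\ell=d-1$, the omitted index $i=d$ is the smallest one, so $db_1=d+1$. The prefactor is a constant times $a$, and the block tends to $0$. If $\ell\le d-2$, then $b_1=\alpha=(\ell+1)/d$, the prefactor does not depend on $a$, and $\theta^r\Psi(x)\to M_\ell(-\alpha)^r$ with $M_\ell>0$. By linearity $\theta$ may be replaced by $-\alpha$ in \eqref{eq:entries}:
\[
A^{(\ell)}_{kj}\longrightarrow M_\ell\,(-i)^{k+j}\eta^{-k-j}(-\alpha)^{\underline k}\,(-\alpha)^{\underline j}.
\]
This is a product of a row factor and a column factor with nonzero $(0,0)$ entry, so each nonempty block has rank one in the limit. Block $\ell$ is nonempty when $\ell\le N$, and the number of $\ell$ with $0\le\ell\le\min(N,d-2)$ is $\min(N+1,d-1)$. This equals the size $N+1$ exactly when $N\le d-2$.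
\end{proof}

\section{The classification}\label{sec:class}

The ``if'' part of Theorem~\ref{thm:class} and the positivity statement are Proposition~\ref{prop:pos}. For the converse we show that nonvanishing of all $D_n$ makes $\Psi$, in a logarithmic variable, a P\'olya frequency function, and we use the rigidity of the Laplace transforms of such functions.

An \emph{integrable P\'olya frequency function} is a measurable $\Lambda\colon\mathbb R\to[0,\infty)$ with $0<\int\Lambda<\infty$ and $\det\bigl(\Lambda(y_i-y'_j)\bigr)_{i,j=1}^n\ge0$ for all $n$, all $y_1<\dots<y_n$ and all $y'_1<\dots<y'_n$. Schoenberg's theorem \cite{Sch} states that the bilateral Laplace transform $\int_{\mathbb R}e^{-sy}\Lambda(y)\,dy$ of such a function is, in a strip containing the imaginary axis in its interior, the reciprocal of an entire function.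

\begin{proof}[Proof of the ``only if'' part of Theorem~\ref{thm:class}]
Assume $D_n(a,\eta)\ne0$ for all $n\ge1$ and $a>0$ at the given $\eta$.

\medskip\noindent\emph{Step 1: from nonvanishing to positivity.} The substitution $w\mapsto\mu w$ gives $A_{kj}(a,\eta)=\mu^{k+j+2\alpha}A_{kj}(a\mu^{2\kappa},\eta\mu)$. With $\mu=a^{-1/(2\kappa)}$, $D_n(a,\eta)$ is a positive multiple of $D_n(1,\eta\mu)$, and $\eta\mu$ runs through $(0,\infty)$ as $a$ does; this is where the hypothesis is needed for all $a$. So $D_n(1,\eta')\neq0$ for all $\eta'>0$. The function $\eta'\mapsto D_n(1,\eta')$ is real by Lemma~\ref{lem:hankel} and continuous on $[0,\infty)$ by dominated convergence, and at $\eta'=0$ it is the determinant of a diagonal matrix with positive entries. Hence it is positive. From now on $\varphi(v)=v^{\alpha-1}e^{-v^\kappa}$, and $\Delta_n(x)>0$ for all $n\ge1$, $x>0$.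

\medskip\noindent\emph{Step 2: determinants at ordered points.} Put $\psi(y)=\Psi(e^y)$, so that $\psi^{(r)}(y)=\theta^r\Psi(e^y)$, and $K(y,y')=\psi(y-y')$. Then $\partial_y^i\partial_{y'}^jK=(-1)^j\psi^{(i+j)}(y-y')$, and the column signs multiply to the prefactor in \eqref{eq:Delta}: $\det(\partial_y^i\partial_{y'}^jK)_{i,j<p}=\Delta_p(e^{y-y'})>0$. Lemma~\ref{lem:tp} gives $\det\psi(y_i-y'_j)>0$ for all increasing $y_i$ and $y'_j$.

\medskip\noindent\emph{Step 3: the Mellin transform.} Polar coordinates give $\Psi(x)=\pi\int_0^\infty\varphi(v)J_0(2\sqrt{xv})\,dv$. Let $0<\operatorname{Re}s<\min(\frac14,\alpha)$. The classical bound $|J_0(t)|\le\mathrm{const}\cdot\min(1,t^{-1/2})$ makes $m(s)=\int_0^\infty J_0(2\sqrt u)\,u^{s-1}du$ absolutely convergent for $0<\operatorname{Re}s<\frac14$, and $\int\varphi(v)v^{-s}dv$ converges absolutely for $\operatorname{Re}s<\alpha$. With $u=xv$, Fubini's theorem gives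
\[
S(s):=\int_0^\infty\Psi(x)\,x^{s-1}dx=\pi\,m(s)\int_0^\infty v^{\alpha-s-1}e^{-v^\kappa}dv=\frac\pi\kappa\,m(s)\,\Gamma\Bigl(\frac{\alpha-s}\kappa\Bigr).
\]
The classical value $m(s)=\Gamma(s)/\Gamma(1-s)$ can be read off from the case $\alpha=\kappa=1$, where $\Psi(x)=\pi e^{-x}$ by \eqref{eq:gauss} and the identity reads $\pi\Gamma(s)=\pi m(s)\Gamma(1-s)$. This proves \eqref{eq:mellin}.

\medskip\noindent\emph{Step 4: Schoenberg's theorem.} The function $\psi$ tends to $\Psi(0)>0$ as $y\to-\infty$ and is not integrable, so we tilt it. Fix a real $s_0$ with $0<s_0<\min(\frac14,\alpha)$ and put $\Lambda(y)=e^{s_0y}\psi(y)$. Then $\Lambda>0$ and $\int\Lambda=S(s_0)<\infty$. The factor $e^{s_0y_i}e^{-s_0y'_j}$ comes out of rows and columns, so the determinants of Step 2 stay positive. Thus $\Lambda$ is an integrable P\'olya frequency function, and $\int e^{-sy}\Lambda(y)\,dy=S(s_0-s)$ for $s$ near $0$. By Schoenberg's theorem the meromorphic function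
\[
\frac1{S(s)}=\frac\kappa\pi\,\frac{\Gamma(1-s)}{\Gamma(s)\,\Gamma\bigl((\alpha-s)/\kappa\bigr)}
\]
agrees near $s_0$ with an entire function, so it has no poles. At $s=1$ and $s=2$ the factor $\Gamma(1-s)$ has a pole and $1/\Gamma(s)\ne0$, so $1/\Gamma((\alpha-s)/\kappa)$ must vanish there. The zeros of $1/\Gamma$ are the nonpositive integers, so $1=\alpha+\kappa r_1$ and $2=\alpha+\kappa r_2$ with integers $r_1,r_2\ge0$. Subtracting, $1/\kappa=r_2-r_1=:d$ is a positive integer. Then $\alpha=1-r_1/d>0$ gives $0\le r_1\le d-1$, and $\alpha=(\ell+1)/d$ with $\ell=d-1-r_1\in\{0,\dots,d-1\}$.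
\end{proof}

\begin{remark}
The case $d=2$ illustrates Step 4: the Mellin transform of $(1+x)^{-b}$ is $\Gamma(s)\Gamma(b-s)/\Gamma(b)$, whose reciprocal is entire. For $\kappa=1$, $\alpha=2$, the parameters of Example~\ref{ex:fail}, formula \eqref{eq:mellin} gives $S(s)=\pi(1-s)\Gamma(s)$, and $1/S$ has a pole at $s=1$. In general the proof does not say for which $n$ and $a$ a determinant vanishes.
\end{remark}

\begin{proof}[Proof of Corollary~\ref{cor:weights}]
By \eqref{eq:detG}, all $G_N$ are invertible if and only if $D^{(\ell)}_n\neq0$ for all $\ell$ and $n\ge1$, since $D_n^{(\ell)}$ is a factor of $\det G_N$ for $N=(n-1)d+\ell$. Block $\ell$ has $\kappa=\delta/d$, $\alpha=(\ell+1+\gamma)/d>0$ and $\eta=1/d$. By Theorem~\ref{thm:class}, invertibility for all $a>0$ is equivalent to the condition that $d':=1/\kappa=d/\delta$ is an integer and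
\[
\alpha d'=\frac{\ell+1+\gamma}\delta\in\{1,\dots,d'\}\qquad\text{for }\ell=0,\dots,d-1 .
\]
Suppose this holds and put $q=1/\delta$. Then $q$ is a positive integer: for $d\ge2$ it is the difference of the values at $\ell=1$ and $\ell=0$, and for $d=1$ it equals $d'$. So $d'=dq$. The case $\ell=0$ says that $q+q\gamma$ is an integer $\ge1$, that is, $q\gamma=-r$ with $r\in\mathbb Z$ and $r\le q-1$. The case $\ell=d-1$ gives $dq-r\le dq$, that is, $r\ge0$. Conversely, for such $q$ and $r$ we have $d'=dq$ and $1\le q-r\le q(\ell+1)-r\le dq$ for all $0\le\ell\le d-1$. For $\delta=1$ we have $q=1$, hence $r=0$ and $\gamma=0$.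
\end{proof}

\begin{thebibliography}{9}

\bibitem{FH}
Giovanni Felder and Jens Hoppe,
\emph{Orthogonal Polynomials with Complex Densities and Quantum Minimal Surfaces},
arXiv:2504.06197 (2025).

\bibitem{Sch}
I.~J. Schoenberg,
\emph{On P\'olya frequency functions I},
J. Analyse Math. 1 (1951), 331--374.

\end{thebibliography}
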